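\title{Simulating quantum locally private mechanisms by classical ones:\\ the sharp constant in the high-privacy limit}

\begin{abstract}
Let $\epsilon_{\inf}(n,\epsilon)$ be the infimum of the privacy levels $\epsilon'$ such that every quantum $\epsilon$-locally differentially private mechanism on $n$ inputs is the image of a classical $\epsilon'$-locally differentially private mechanism under a quantum channel. We prove that for every $n\ge3$ the ratio $(e^{\epsilon_{\inf}}-1)/(e^{\epsilon}-1)$ converges, as $\epsilon\to+0$, to $(n-1)\sqrt{n/(2\lfloor n/2\rfloor\lceil n/2\rceil)}$. This is $\sqrt{n-1}$ times the known lower bound, which is therefore not tight in the high-privacy limit for any $n\ge3$. The limit follows from explicit lower and upper bounds at positive $\epsilon$. The lower bound places a regular simplex in the span of anticommuting observables. The upper bound uses convex duality, a congruence that balances a mechanism against its separating witness, and two trace inequalities.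
\end{abstract}

\section{The problem and the results}\label{sec:intro}

A data holder knows a value $x\in[n]=\{1,\dots,n\}$ and releases a randomized message about it. Local differential privacy (LDP) asks that no event concerning the message be much more likely under one value than under another. For $\epsilon>0$, an \emph{$\epsilon$-LDP mechanism} is a conditional probability distribution $q=(q(y|x))_{x\in[n],\,y\in\mathcal Y}$, with $\mathcal Y$ a finite set, such that
\[
q(y|x)\le e^{\epsilon}q(y|x')\qquad\text{for all }x,x'\in[n],\ y\in\mathcal Y .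
\]
Small $\epsilon$ means high privacy. If the message is a quantum state, the events are outcomes of measurements, and an outcome described by a matrix $0\le M\le I$ occurs in the state $\rho$ with probability $\operatorname{Tr}M\rho$. (We write $A\le B$ when $B-A$ is positive semidefinite; a density matrix is a positive semidefinite matrix of trace one.) An \emph{$\epsilon$-QLDP mechanism} of dimension $d$ is a tuple $\vec\rho=(\rho_1,\dots,\rho_n)$ of density matrices on $\mathbb C^d$ with $\operatorname{Tr}M\rho_x\le e^{\epsilon}\operatorname{Tr}M\rho_{x'}$ for all $x,x'$ and all $0\le M\le I$. Equivalently,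
\[
\rho_x\le e^{\epsilon}\rho_{x'}\qquad\text{for all }x,x'\in[n]:
\]
rank-one projections $M$ give one implication, and the other follows from a fact that we use repeatedly,
\begin{equation}\label{eq:trace}
A\ge0,\ B\ge0\quad\Longrightarrow\quad \operatorname{Tr}AB=\operatorname{Tr}A^{1/2}BA^{1/2}\ge0 .
\end{equation}

A classical mechanism $q$ becomes a quantum one through the diagonal matrices $\mathrm{Diag}_x(q)$ with diagonal entries $(q(y|x))_{y\in\mathcal Y}$. Call $\vec\rho$ \emph{$\epsilon'$-simulable} if there are an $\epsilon'$-LDP mechanism $q$ and a quantum channel (a completely positive trace-preserving linear map) $\Lambda$ with $\rho_x=\Lambda(\mathrm{Diag}_x(q))$ for every $x\in[n]$. A receiver of the classical message can then produce $\rho_x$ without knowing $x$, so whatever can be learned from $\vec\rho$ can be learned from $q$. Define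
\[
\epsilon_{\inf}=\epsilon_{\inf}(n,\epsilon)=\inf\{\epsilon'>0:\ \text{every $\epsilon$-QLDP mechanism, of any dimension, is $\epsilon'$-simulable}\}.
\]
This is the privacy level that classical mechanisms need in order to reproduce all quantum mechanisms of level $\epsilon$. Throughout,
\[
t=e^{\epsilon},\qquad m=\lfloor n/2\rfloor\lceil n/2\rceil,\qquad \ell_n=\sqrt{\frac{n(n-1)}{2m}},\qquad \kappa_n=(n-1)\sqrt{\frac{n}{2m}}=\sqrt{n-1}\;\ell_n .
\]
It is known that for every $n\ge2$ and $\epsilon>0$
\begin{equation}\label{eq:known}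
\ell_n\le\frac{e^{\epsilon_{\inf}}-1}{e^{\epsilon}-1}\le n-1 .
\end{equation}
For $n=2$ both bounds equal $1$. For large $n$ they are far apart, since $\ell_n<\sqrt2$. The problem, which we take from Yoshida \cite{Yoshida}, is to decide whether for every $n\ge3$ the lower bound is tight in the high-privacy limit, that is, whether
\begin{equation}\label{eq:question}
\liminf_{\epsilon\to+0}\frac{e^{\epsilon_{\inf}}-1}{e^{\epsilon}-1}=\ell_n .
\end{equation}
The answer is no, for every $n\ge3$.

\begin{theorem}[Sharp constant]\label{thm:limit}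
For every $n\ge3$ the limit exists, and
\[
\lim_{\epsilon\to+0}\frac{e^{\epsilon_{\inf}}-1}{e^{\epsilon}-1}=\kappa_n=(n-1)\sqrt{\frac{n}{2\lfloor n/2\rfloor\lceil n/2\rceil}} .
\]
\end{theorem}

Explicitly, $\kappa_n=(n-1)\sqrt{2/n}$ for even $n$ and $\kappa_n=\sqrt{2n(n-1)/(n+1)}$ for odd $n$; thus $\kappa_3=\sqrt3$ while $\ell_3=\sqrt{3/2}$, and $\kappa_n\sim\sqrt{2n}$ as $n\to\infty$. The limit lies strictly between the two bounds in \eqref{eq:known}: $\kappa_n>\ell_n$ because $\sqrt{n-1}>1$, and $\kappa_n<n-1$ because $2m\ge2(n-1)>n$. Theorem~\ref{thm:limit} comes from two bounds at positive $\epsilon$.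

\begin{theorem}[Lower bound]\label{thm:lower}
For every $n\ge3$ and $\epsilon>0$,
\[
\frac{e^{\epsilon_{\inf}}-1}{e^{\epsilon}-1}\ \ge\ \frac{\kappa_n}{\sqrt{t+\frac{n-1}{2n}(t-1)^2}} .
\]
The bound is witnessed in dimension $d=2^{\lceil(n-1)/2\rceil}$ (a qubit if $n=3$): there is an $\epsilon$-QLDP mechanism of this dimension that is not $\epsilon'$-simulable whenever $(e^{\epsilon'}-1)/(e^{\epsilon}-1)$ is smaller than the right-hand side.
\end{theorem}

\begin{theorem}[Upper bound]\label{thm:upper}
If $n\ge3$ and $4\sinh^2(\epsilon/2)<\frac{2}{n-2}$, then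
\[
2\sinh(\epsilon_{\inf}/2)\ \le\ \kappa_n\,\frac{2\sinh(\epsilon/2)}{\sqrt{1-2(n-2)\sinh^2(\epsilon/2)}} .
\]
\end{theorem}

\begin{proof}[Proof of Theorem~\ref{thm:limit} from Theorems~\ref{thm:lower} and~\ref{thm:upper}]
As $\epsilon\to+0$ we have $t\to1$, so Theorem~\ref{thm:lower} gives $\liminf\ge\kappa_n$. By Theorem~\ref{thm:upper}, $\epsilon_{\inf}\to0$. Since $e^a-1=2e^{a/2}\sinh(a/2)$, for small $\epsilon$
\[
\frac{e^{\epsilon_{\inf}}-1}{e^{\epsilon}-1}=e^{(\epsilon_{\inf}-\epsilon)/2}\,\frac{\sinh(\epsilon_{\inf}/2)}{\sinh(\epsilon/2)}\le\frac{e^{(\epsilon_{\inf}-\epsilon)/2}\,\kappa_n}{\sqrt{1-2(n-2)\sinh^2(\epsilon/2)}}\ \longrightarrow\ \kappa_n .\qedhere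
\]
\end{proof}

\begin{corollary}\label{cor:answer}
Equality \eqref{eq:question} is false for every $n\ge3$. Moreover, the lower bound in \eqref{eq:known} is strict for every $\epsilon>0$ with $e^{\epsilon}\le\sqrt{2n-3}$.
\end{corollary}

\begin{proof}
The first claim needs only Theorem~\ref{thm:lower}, which makes the left side of \eqref{eq:question} at least $\kappa_n>\ell_n$. For the second, $t+\frac{n-1}{2n}(t-1)^2<t+\frac12(t-1)^2=\frac12(t^2+1)\le n-1$ when $t^2\le2n-3$, so the bound of Theorem~\ref{thm:lower} exceeds $\kappa_n/\sqrt{n-1}=\ell_n$.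
\end{proof}

The two bounds agree to leading order as $\epsilon\to+0$; we do not determine $\epsilon_{\inf}$ exactly at fixed $\epsilon>0$. None of the proofs uses \eqref{eq:known}.

\section{Simulation as a cone condition}\label{sec:cone}

From now on $\epsilon'>0$ is a candidate classical level, $s=e^{\epsilon'}$ and $z=s-1>0$. A channel applied to diagonal inputs only prepares a state for each classical output.

\begin{lemma}\label{lem:mix}
A tuple $\vec\rho$ is $\epsilon'$-simulable if and only if $\rho_x=\sum_y q(y|x)\sigma_y$ for all $x$, for some $\epsilon'$-LDP mechanism $q$ and density matrices $\sigma_y$.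
\end{lemma}

\begin{proof}
If $\rho_x=\Lambda(\mathrm{Diag}_x(q))$, take $\sigma_y=\Lambda(|y\rangle\langle y|)$. Conversely, given $\sigma_y=\sum_j\lambda_{yj}|\phi_{yj}\rangle\langle\phi_{yj}|$ in spectral form, the map $\Lambda(T)=\sum_y\langle y|T|y\rangle\sigma_y$ has Kraus operators $K_{yj}=\sqrt{\lambda_{yj}}\,|\phi_{yj}\rangle\langle y|$ with $\sum K_{yj}^*K_{yj}=I$, so it is a channel, and $\Lambda(\mathrm{Diag}_x(q))=\rho_x$.
\end{proof}

Two consequences are immediate. An $\epsilon'$-simulable tuple is $\epsilon'$-QLDP, so $\epsilon_{\inf}\ge\epsilon$: the diagonal mechanism with $q(y|x)$ equal to $t/(n-1+t)$ for $y=x$ and $1/(n-1+t)$ otherwise is $\epsilon$-QLDP and is not QLDP at any smaller level. And an $\epsilon$-QLDP tuple of commuting matrices is $\epsilon$-simulable, by reading off the eigenvalues in a common eigenbasis. Any excess of $\epsilon_{\inf}$ over $\epsilon$ is due to noncommutativity.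

The LDP condition constrains each \emph{row} $(q(y|x))_{x\in[n]}$ separately. A nonzero row has minimum $a>0$ and maximum at most $sa=a(1+z)$, so
\begin{equation}\label{eq:row}
q(y|x)=a(1+z\theta_x)\qquad\text{with }\theta\in[0,1]^n,\quad a=\min_xq(y|x).
\end{equation}
The vertices of the cube $[0,1]^n$ are the indicator vectors $\mathbf 1_S$ of subsets $S\subseteq[n]$, and this suggests using only the rows $1+z\mathbf 1_S$. Let $\mathcal S$ be the set of nonempty proper subsets of $[n]$, and in the real vector space of $n$-tuples of Hermitian $d\times d$ matrices let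
\[
\mathcal C_z=\Big\{\Big(\sum_{S\in\mathcal S}\big(1+z\mathbf 1_S(x)\big)M_S\Big)_{x\in[n]}:\ M_S\ge0\Big\}.
\]

\begin{lemma}\label{lem:cone}
A tuple $\vec\rho$ of density matrices is $\epsilon'$-simulable if and only if $\vec\rho\in\mathcal C_z$.
\end{lemma}

\begin{proof}
Let $\vec\rho\in\mathcal C_z$. Drop the $S$ with $M_S=0$, and put $q(S|x)=(1+z\mathbf 1_S(x))\operatorname{Tr}M_S$ and $\sigma_S=M_S/\operatorname{Tr}M_S$. Then $\sum_Sq(S|x)=\operatorname{Tr}\rho_x=1$, ratios within a row are at most $1+z=s$, and $\rho_x=\sum_Sq(S|x)\sigma_S$; apply Lemma~\ref{lem:mix}. Conversely, it suffices to write each row \eqref{eq:row} as a nonnegative combination of the rows $1+z\mathbf 1_S$, $S\in\mathcal S$. With $p_S=\prod_{x\in S}\theta_x\prod_{x\notin S}(1-\theta_x)$ we have $1+z\theta=\sum_{S\subseteq[n]}p_S(1+z\mathbf 1_S)$. The rows for $S=\emptyset$ and $S=[n]$ are constant, hence positive multiples of $(1+z\mathbf 1_T)+(1+z\mathbf 1_{T^c})=2+z$ for any $T\in\mathcal S$.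
\end{proof}

\begin{example}[Singletons give the bound $n-1$]\label{ex:singletons}
Let $\vec\rho$ be $\epsilon$-QLDP, $R=\sum_x\rho_x$ and $M_{\{x\}}=\frac1z\big(\rho_x-\frac{R}{n+z}\big)$. Then $\sum_yM_{\{y\}}=\frac{R}{n+z}$, so $\rho_x=\sum_yM_{\{y\}}+zM_{\{x\}}$. Since $R\le(1+(n-1)t)\rho_x$, all $M_{\{x\}}$ are positive semidefinite when $z=(n-1)(t-1)$. This is the upper bound in \eqref{eq:known}; together with $\epsilon_{\inf}\ge\epsilon$ it gives $\epsilon_{\inf}=\epsilon$ for $n=2$. Larger sets $S$ must be used to do better for large $n$, and then the $M_S$ are no longer determined by $\vec\rho$.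
\end{example}

\section{Quadratic spread and the qubit trine}\label{sec:trine}

At high privacy all outputs are close to their average, and the simplest measure of how far apart they are is quadratic. For a classical mechanism let $\bar q(y)=\frac1n\sum_xq(y|x)$, discard the $y$ with $\bar q(y)=0$, and put
\[
c_x(y)=\frac{q(y|x)}{\bar q(y)}-1,\qquad V(q)=\sum_x\sum_y\bar q(y)\,c_x(y)^2 ,
\]
the sum of the $\chi^2$-divergences of the outputs from their mean. For a tuple $\vec\rho$ with mean $\frac1n\sum_x\rho_x=I/d$ put $V(\vec\rho)=d\sum_x\operatorname{Tr}(\rho_x-I/d)^2$. We call $V$ the \emph{spread}.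

\begin{lemma}\label{lem:spread}
\emph{(a)} If $q$ is $\epsilon'$-LDP, then $V(q)\le z^2m/n$.
\emph{(b)} If $\rho_x=\sum_yq(y|x)\sigma_y$ with density matrices $\sigma_y$, and $\vec\rho$ has mean $I/d$, then $V(\vec\rho)\le V(q)$.
\end{lemma}

\begin{proof}
(a) For a row \eqref{eq:row} with $\bar\theta=\frac1n\sum_x\theta_x$ we have $c_x(y)=\frac{a}{\bar q(y)}z(\theta_x-\bar\theta)$ and $a\le\bar q(y)$. The function $\sum_x(\theta_x-\bar\theta)^2$ is convex in $\theta$, so its maximum on the cube is attained at some $\mathbf 1_S$, where it equals $k-k^2/n=k(n-k)/n\le m/n$ for $k=|S|$. Thus $\sum_xc_x(y)^2\le z^2m/n$ for each $y$, and $\sum_y\bar q(y)=1$.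

(b) The matrices $E_y=d\,\bar q(y)\sigma_y\ge0$ sum to $I$, and $D_x:=d\rho_x-I=\sum_yc_x(y)E_y$. Expanding,
\[
0\le\sum_y\big(c_x(y)I-D_x\big)E_y\big(c_x(y)I-D_x\big)=\sum_yc_x(y)^2E_y-D_x^2 .
\]
Take traces, divide by $d$ and sum over $x$; note that $V(\vec\rho)=\frac1d\sum_x\operatorname{Tr}D_x^2$.
\end{proof}

Part (a) is sharp to leading order: for $k=\lfloor n/2\rfloor$ the mechanism $q(S|x)=(1+z\mathbf 1_S(x))/\big(\binom nk(1+\frac{zk}n)\big)$ on the sets of size $k$ has $V(q)=z^2\frac mn/(1+\frac{zk}{n})^2$. On the quantum side, Lemma~\ref{lem:alpha} will show that an $\epsilon$-QLDP mechanism with mean $I/d$ has spread at most $\frac{n-1}2\frac{(t-1)^2}t$, and the mechanism of Section~\ref{sec:lower} attains this to leading order. So the best spreads at small level $\epsilon$ are $\frac{n-1}2\epsilon^2$ and $\frac mn\epsilon^2$, and their ratio is exactly $\ell_n^2$. If matching the spread were the only obstruction to simulation, \eqref{eq:question} would be the natural answer. The smallest case shows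 that it is not.

\begin{example}[The trine]\label{ex:trine}
Let $n=3$, so $m=2$. Let $X,Y,Z$ be the Pauli matrices, and $\Gamma(v)=v_1X+v_2Y$ for $v\in\mathbb R^2$. Since $X^2=Y^2=I$ and $XY=-YX$, we have $\Gamma(v)^2=|v|^2I$, so $bI+\Gamma(v)\ge0$ when $b\ge|v|$. Take unit vectors $u_1,u_2,u_3$ at angles $120^\circ$, so that $u_1+u_2+u_3=0$ and $u_x\cdot u_{x'}=-\frac12$, and let $\rho_x=\frac12(I+\delta\,\Gamma(u_x))$. Then
\[
t\rho_{x'}-\rho_x=\tfrac12\big((t-1)I+\delta\,\Gamma(tu_{x'}-u_x)\big),\qquad|tu_{x'}-u_x|^2=t^2+t+1,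
\]
so $\vec\rho$ is $\epsilon$-QLDP for $\delta=(t-1)/\sqrt{t^2+t+1}\sim\epsilon/\sqrt3$. Its spread is $3\delta^2$.

Suppose $\rho_x=\sum_yq(y|x)\sigma_y$ with $q$ an $\epsilon'$-LDP mechanism. Lemma~\ref{lem:spread} gives $3\delta^2\le\frac23z^2$, or $z\ge3\delta/\sqrt2\sim\sqrt{3/2}\,\epsilon=\ell_3\epsilon$. To do better, look at the states $\sigma_y$. Let $r_y=(\operatorname{Tr}\sigma_yX,\operatorname{Tr}\sigma_yY)$; this is part of the Bloch vector of $\sigma_y$, so it lies in the unit disk. Since $\operatorname{Tr}\rho_x\Gamma(u_x)=\delta$ and $\sum_xu_x=0$,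
\[
3\delta=\sum_{x,y}q(y|x)\,r_y\cdot u_x=\sum_{x,y}\bar q(y)\,c_x(y)\,r_y\cdot u_x\le\sqrt{V(q)}\,\Big(\sum_y\bar q(y)\sum_x(r_y\cdot u_x)^2\Big)^{1/2}.
\]
Bounding each $(r_y\cdot u_x)^2$ by $1$ returns $3\delta^2\le V(q)$. But no vector in the disk is aligned with all three directions: $\cos^2\varphi+\cos^2(\varphi-120^\circ)+\cos^2(\varphi+120^\circ)=\frac32$, so $\sum_x(r_y\cdot u_x)^2\le\frac32$ instead of $3$. Therefore $9\delta^2\le\frac32V(q)\le z^2$, and
\[
z\ \ge\ 3\delta=\frac{3(t-1)}{\sqrt{t^2+t+1}}\sim\sqrt3\,\epsilon .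
\]
For this mechanism the constant $\sqrt3$ is exact: with $\sigma_y=\frac12(I+\Gamma(u_y))$ and $q(y|x)=(1+z\mathbf 1_{\{y\}}(x))/(3+z)$ we get $\sum_yq(y|x)\sigma_y=\frac12\big(I+\frac z{3+z}\Gamma(u_x)\big)$, which is $\rho_x$ for $z=3\delta/(1-\delta)\sim\sqrt3\,\epsilon$.
\end{example}

A classical simulator therefore needs twice the spread of the trine, because the states it prepares cannot have large expectation in two anticommuting observables at once.

\section{The lower bound: a simplex of anticommuting observables}\label{sec:lower}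

To repeat the example for $n$ inputs we need $n$ directions that sum to zero and are evenly spread, and matrices for which the disk becomes a ball of dimension $n-1$.

\emph{The simplex.} Identify $\mathbb R^{n-1}$ isometrically with the hyperplane $\{v\in\mathbb R^n:\sum_xv_x=0\}$ and let $u_x=\sqrt{\frac n{n-1}}\,\big(e_x-\frac1n\mathbf 1_{[n]}\big)$. Then $u_x\cdot u_{x'}=\frac{n}{n-1}\big(e_x\cdot e_{x'}-\frac1n\big)$ and $r\cdot u_x=\sqrt{\frac n{n-1}}\,r_x$ for $r$ in the hyperplane, so that
\begin{equation}\label{eq:simplex}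
\sum_xu_x=0,\qquad|u_x|=1,\qquad u_x\cdot u_{x'}=-\frac1{n-1}\ \ (x\ne x'),\qquad\sum_x(r\cdot u_x)^2=\frac n{n-1}|r|^2 .
\end{equation}

\emph{The observables.} On $p=\lceil(n-1)/2\rceil$ qubits, the Jordan--Wigner matrices
\[
\gamma_{2j-1}=Z^{\otimes(j-1)}\otimes X\otimes I^{\otimes(p-j)},\qquad\gamma_{2j}=Z^{\otimes(j-1)}\otimes Y\otimes I^{\otimes(p-j)}\qquad(1\le j\le p)
\]
are Hermitian, square to $I$ and anticommute pairwise: two with the same $j$ differ only in the factor $X$ or $Y$, and two with $j<j'$ commute in every factor except the $j$th, where $X$ or $Y$ meets $Z$. We use $\gamma_1,\dots,\gamma_{n-1}$ on $\mathbb C^d$, $d=2^p$, and put $\Gamma(v)=\sum_jv_j\gamma_j$ for $v\in\mathbb R^{n-1}$. Anticommutation gives $\Gamma(v)\Gamma(v')+\Gamma(v')\Gamma(v)=2(v\cdot v')I$. Hence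
\begin{equation}\label{eq:clifford}
\Gamma(v)^2=|v|^2I,\qquad-|v|I\le\Gamma(v)\le|v|I,\qquad\operatorname{Tr}\Gamma(v)\Gamma(v')=d\,v\cdot v' .
\end{equation}
Also $\operatorname{Tr}\gamma_j=0$: as $n-1\ge2$, there is $i\ne j$, and $\gamma_j=-\gamma_i\gamma_j\gamma_i^{-1}$. For a density matrix $\sigma$, the vector $r=(\operatorname{Tr}\sigma\gamma_j)_j$ satisfies $|r|^2=\operatorname{Tr}\sigma\Gamma(r)\le|r|$, so $|r|\le1$: each of the $n-1$ expectations can reach $1$, but their squares share a total of $1$.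

\begin{proof}[Proof of Theorem~\ref{thm:lower}]
Let
\[
\rho_x=\frac1d\big(I+\delta\,\Gamma(u_x)\big),\qquad\delta=\frac{t-1}{\sqrt{(t-1)^2+\frac{2tn}{n-1}}}\in(0,1).
\]
These are density matrices by \eqref{eq:clifford} and $\operatorname{Tr}\Gamma(u_x)=0$. For $x\ne x'$ we have $|tu_{x'}-u_x|^2=t^2+1+\frac{2t}{n-1}=(t-1)^2+\frac{2tn}{n-1}$, so $\delta|tu_{x'}-u_x|=t-1$ and
\[
t\rho_{x'}-\rho_x=\frac1d\big((t-1)I+\delta\,\Gamma(tu_{x'}-u_x)\big)\ge0 .
\]
Thus $\vec\rho$ is $\epsilon$-QLDP. Suppose it is $\epsilon'$-simulable, $\rho_x=\sum_yq(y|x)\sigma_y$, and let $r_y=(\operatorname{Tr}\sigma_y\gamma_j)_j$, $|r_y|\le1$. By \eqref{eq:clifford}, $\operatorname{Tr}\rho_x\Gamma(u_x)=\delta$. Write $q(y|x)=\bar q(y)(1+c_x(y))$; the constant term drops out because $\sum_xu_x=0$. The Cauchy--Schwarz inequality over pairs $(x,y)$, the last identity in \eqref{eq:simplex} and Lemma~\ref{lem:spread}(a) give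
\begin{equation}\label{eq:lower-chain}
n\delta=\sum_{x,y}\bar q(y)\,c_x(y)\,r_y\cdot u_x\le\sqrt{V(q)}\,\sqrt{\frac n{n-1}}\le z\sqrt{\frac m{n-1}} .
\end{equation}
Now $(t-1)^2+\frac{2tn}{n-1}=\frac{2n}{n-1}\big(t+\frac{n-1}{2n}(t-1)^2\big)$ and $n\sqrt{\frac{n-1}m}\sqrt{\frac{n-1}{2n}}=\kappa_n$, so
\[
e^{\epsilon'}-1=z\ \ge\ n\sqrt{\frac{n-1}m}\;\delta=\kappa_n\,\frac{t-1}{\sqrt{t+\frac{n-1}{2n}(t-1)^2}} .
\]
This holds for every $\epsilon'$ at which $\vec\rho$ is simulable, hence for every $\epsilon'$ in the set defining $\epsilon_{\inf}$, and passes to the infimum.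
\end{proof}

\begin{remark}\label{rem:factor}
This mechanism has mean $I/d$ and spread $V(\vec\rho)=n\delta^2\sim\frac{n-1}2\epsilon^2$. The first inequality in \eqref{eq:lower-chain} reads $V(q)\ge(n-1)V(\vec\rho)$, an improvement of Lemma~\ref{lem:spread}(b) by the factor $n-1$; this is the factor $\sqrt{n-1}$ between $\ell_n$ and $\kappa_n$. For $n=2$ it disappears, as it must. The proof uses only that $\gamma_1,\dots,\gamma_{n-1}$ are anticommuting Hermitian unitaries, so for $n=4$ the matrices $X,Y,Z$ and a regular tetrahedron also give a qubit witness.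
\end{remark}

\section{The upper bound: balanced witnesses}\label{sec:upper}

We must place an arbitrary $\epsilon$-QLDP tuple, of arbitrary dimension, in $\mathcal C_z$. There is no formula for the $M_S$ as in Example~\ref{ex:singletons}, so we argue by duality: a tuple outside $\mathcal C_z$ is separated from it by a linear functional, and we show that no such functional exists.

\subsection*{Witnesses}
For a tuple $\vec W=(W_1,\dots,W_n)$ of Hermitian matrices write $W_S=\sum_{x\in S}W_x$ and $H=\sum_xW_x$. Call $\vec W$ a \emph{witness} (at level $z$) if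
\begin{equation}\label{eq:witness}
H+zW_S\ge0\qquad\text{for all }S\in\mathcal S .
\end{equation}

\begin{lemma}\label{lem:separation}
If a tuple $\vec\rho$ of Hermitian matrices is not in $\mathcal C_z$, there is a witness $\vec W$ with $H>0$ and $\sum_x\operatorname{Tr}W_x\rho_x<0$.
\end{lemma}

\begin{proof}
$\mathcal C_z$ is a convex cone. It is closed: all coefficients $1+z\mathbf 1_S(x)$ are at least $1$, so $0\le M_S\le\zeta_1$ for any representation of $\vec\zeta\in\mathcal C_z$; along a convergent sequence in $\mathcal C_z$ the $M_S$ stay bounded, and a convergent subsequence represents the limit. Recall that a point outside a closed convex cone in a Euclidean space is separated from it by a linear functional that is negative at the point and nonnegative on the cone. With the inner product $\sum_x\operatorname{Tr}W_x\zeta_x$, this gives $\vec W$ with $\sum_x\operatorname{Tr}W_x\rho_x<0$ and, testing on tuples with a single nonzero $M_S=M$,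
\[
0\le\sum_x\big(1+z\mathbf 1_S(x)\big)\operatorname{Tr}W_xM=\operatorname{Tr}(H+zW_S)M\qquad\text{for all }M\ge0 ,
\]
which is \eqref{eq:witness}. Adding \eqref{eq:witness} for $S$ and $S^c$ gives $(2+z)H\ge0$. Replacing $W_x$ by $W_x+\eta I$ adds $\eta(n+z|S|)I$ to the left side of \eqref{eq:witness} and $n\eta I$ to $H$, and for small $\eta>0$ it keeps the strict inequality.
\end{proof}

\subsection*{The idea at first order}
Let $\bar\rho=\frac1n\sum_x\rho_x$, $\rho_x=\bar\rho+A_x$ and $W_x=\frac1nH+B_x$, so that $\sum_xA_x=\sum_xB_x=0$ and the pairing is $\operatorname{Tr}H\bar\rho+\sum_x\operatorname{Tr}A_xB_x$. Privacy makes the $A_x$ small relative to $\bar\rho$, and \eqref{eq:witness} bounds the $B_x$ relative to $H$. Take $n=3$ and keep leading orders in $\epsilon$ and $z$ only. The constraints become $\pm(A_x-A_{x'})\le\epsilon\bar\rho$ and, from $S=\{x\}$ and its complement, $\pm zB_x\le H$. If $\pm C\le N$, then \eqref{eq:trace} gives $0\le\operatorname{Tr}(N-C)(N+C)=\operatorname{Tr}N^2-\operatorname{Tr}C^2$.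 Hence
\[
3\sum_x\operatorname{Tr}A_x^2=\sum_{x<x'}\operatorname{Tr}(A_x-A_{x'})^2\le3\epsilon^2\operatorname{Tr}\bar\rho^{\,2},\qquad\sum_x\operatorname{Tr}B_x^2\le\frac3{z^2}\operatorname{Tr}H^2,
\]
and by Cauchy--Schwarz the second term of the pairing is at most $\frac{\sqrt3\,\epsilon}z(\operatorname{Tr}\bar\rho^{\,2}\operatorname{Tr}H^2)^{1/2}$ in absolute value. The constant $\sqrt3$ has appeared, but the comparison is with the wrong quantity: the main term $\operatorname{Tr}H\bar\rho$ is smaller than $(\operatorname{Tr}\bar\rho^{\,2}\operatorname{Tr}H^2)^{1/2}$ unless $H$ and $\bar\rho$ are proportional. The remedy is a symmetry of the problem that makes them equal. After that, we carry out the two estimates exactly.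

\subsection*{Balancing}
For $G>0$ the substitution $\rho_x\mapsto G\rho_xG$, $W_x\mapsto G^{-1}W_xG^{-1}$ preserves the inequalities $0\le\rho_x\le t\rho_{x'}$ and \eqref{eq:witness}, since congruence preserves positivity, and it preserves each $\operatorname{Tr}W_x\rho_x$. It does not preserve $\operatorname{Tr}\rho_x=1$, which the estimates below do not use.

\begin{lemma}\label{lem:balance}
If $\bar\rho>0$ and $H>0$, there is $G>0$ with $G\bar\rho G=G^{-1}HG^{-1}$.
\end{lemma}

\begin{proof}
The equation is $G^2\bar\rho\,G^2=H$; conjugated by $\bar\rho^{1/2}$, it says that the square of $\bar\rho^{1/2}G^2\bar\rho^{1/2}$ is $\bar\rho^{1/2}H\bar\rho^{1/2}$. So let $G$ be the positive square root of $\bar\rho^{-1/2}\big(\bar\rho^{1/2}H\bar\rho^{1/2}\big)^{1/2}\bar\rho^{-1/2}>0$.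
\end{proof}

\subsection*{Two trace estimates}
The natural parameters are
\[
w=\frac{(t-1)^2}t=4\sinh^2(\epsilon/2),\qquad w'=\frac{z^2}s=4\sinh^2(\epsilon'/2).
\]

\begin{lemma}\label{lem:alpha}
Let $\rho_1,\dots,\rho_n$ be Hermitian with $\rho_x\le t\rho_{x'}$ for all $x,x'$. Let $N=\frac1n\sum_x\rho_x$, $\nu=\operatorname{Tr}N^2$ and $\alpha=\sum_x\operatorname{Tr}(\rho_x-N)^2$. Then
\[
\alpha\le\frac{n(n-1)\,w}{w+2n}\,\nu .
\]
\end{lemma}

\begin{proof}
For $x\ne x'$, \eqref{eq:trace} applied to the two privacy constraints of the pair gives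
\[
0\le\operatorname{Tr}(t\rho_{x'}-\rho_x)(t\rho_x-\rho_{x'})=(t^2+1)\operatorname{Tr}\rho_x\rho_{x'}-t\big(\operatorname{Tr}\rho_x^2+\operatorname{Tr}\rho_{x'}^2\big).
\]
Since $\sum_x(\rho_x-N)=0$, we have $\sum_x\operatorname{Tr}\rho_x^2=n\nu+\alpha$; since $\operatorname{Tr}(\sum_x\rho_x)^2=n^2\nu$, we have $2\sum_{x<x'}\operatorname{Tr}\rho_x\rho_{x'}=n(n-1)\nu-\alpha$. Each $x$ lies in $n-1$ pairs, so summing over pairs and doubling yields
\[
2t(n-1)(n\nu+\alpha)\le(t^2+1)\big(n(n-1)\nu-\alpha\big).
\]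
The coefficient of $\alpha$ is $2t(n-1)+t^2+1=(t-1)^2+2tn$, and that of $\nu$ is $n(n-1)(t-1)^2$. Divide by $t$.
\end{proof}

When $N=I/d$, the ratio $\alpha/\nu$ is the spread, and the lemma gives the bound $V(\vec\rho)\le\frac{n-1}2w$ used in Section~\ref{sec:trine}.

\begin{lemma}\label{lem:beta}
Let $\vec W$ be a witness at level $z$, with $\sum_xW_x=N$. Let $\nu=\operatorname{Tr}N^2$, $B_x=W_x-\frac1nN$ and $\beta=\sum_x\operatorname{Tr}B_x^2$. Then
\[
\beta\le(n-1)\Big(\frac n{m\,w'}+\frac1n\Big)\nu .
\]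
\end{lemma}

\begin{proof}
Fix $1\le k\le n-1$, let $|S|=k$ and $B_S=\sum_{x\in S}B_x$. As $W_S=\frac knN+B_S$ and $B_{S^c}=-B_S$, condition \eqref{eq:witness} for $S$ and for $S^c$ bounds $B_S$ from both sides:
\[
bN+zB_S\ge0,\qquad b'N-zB_S\ge0,\qquad b=1+\frac{zk}n,\quad b'=1+\frac{z(n-k)}n .
\]
By \eqref{eq:trace}, $0\le bb'\nu+z(b'-b)\operatorname{Tr}NB_S-z^2\operatorname{Tr}B_S^2$. The linear term has no sign, so we average over all $S$ of size $k$. A given $x$ lies in $S$ with probability $\frac kn$, so the average of $B_S$ is $\frac kn\sum_xB_x=0$. A given pair $x\ne x'$ lies in $S$ with probability $\frac{k(k-1)}{n(n-1)}$, and $\sum_{x\ne x'}\operatorname{Tr}B_xB_{x'}=-\beta$ because $\operatorname{Tr}(\sum_xB_x)^2=0$. So the average of $\operatorname{Tr}B_S^2$ is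
\[
\Big(\frac kn-\frac{k(k-1)}{n(n-1)}\Big)\beta=\frac{k(n-k)}{n(n-1)}\,\beta .
\]
With $bb'=1+z+z^2\frac{k(n-k)}{n^2}=s+z^2\frac{k(n-k)}{n^2}$ we obtain
\[
\beta\le\Big(\frac{n(n-1)}{k(n-k)}\,\frac s{z^2}+\frac{n-1}n\Big)\nu .
\]
The best choice is $k=\lfloor n/2\rfloor$, where $k(n-k)=m$.
\end{proof}

\subsection*{Conclusion}

\begin{proof}[Proof of Theorem~\ref{thm:upper}]
The hypothesis is $w<\frac2{n-2}$. Since $a\mapsto4\sinh^2(a/2)$ is an increasing bijection of $(0,\infty)$, there is $\epsilon'>0$ with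
\begin{equation}\label{eq:choice}
w'=\frac{\kappa_n^2\,w}{1-\frac{(n-2)w}2},
\end{equation}
and the theorem states that $\epsilon_{\inf}\le\epsilon'$. Let $\vec\rho$ be $\epsilon$-QLDP; by Lemma~\ref{lem:cone} it suffices to show $\vec\rho\in\mathcal C_z$. The inequalities $0\le\rho_x\le t\rho_{x'}$ force all $\rho_x$ to have the same kernel. We restrict to its orthogonal complement, where $\bar\rho>0$; matrices $M_S$ found there extend by zero.

Suppose $\vec\rho\notin\mathcal C_z$, and take $\vec W$ from Lemma~\ref{lem:separation}. After the congruence of Lemma~\ref{lem:balance},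
\[
\frac1n\sum_x\rho_x=\sum_xW_x=N>0,\qquad\sum_x\operatorname{Tr}W_x\rho_x<0 .
\]
Write $\rho_x=N+A_x$ and $W_x=\frac1nN+B_x$, with $\nu,\alpha,\beta$ as in Lemmas~\ref{lem:alpha} and~\ref{lem:beta}; the two values of $\nu$ now coincide, and $\nu>0$. The cross terms vanish because $\sum_xA_x=\sum_xB_x=0$, so by Cauchy--Schwarz
\begin{equation}\label{eq:pairing}
\sum_x\operatorname{Tr}W_x\rho_x=\nu+\sum_x\operatorname{Tr}A_xB_x\ \ge\ \nu-\sqrt{\alpha\beta}.
\end{equation}
The two lemmas give
\begin{equation}\label{eq:product}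
\frac{\alpha\beta}{\nu^2}\le\frac{(n-1)^2w}{w+2n}\Big(\frac{n^2}{m\,w'}+1\Big).
\end{equation}
The right side is at most $1$ if and only if
\[
\frac{n^2(n-1)^2w}{m\,w'}\le2n+w-(n-1)^2w=2n\Big(1-\frac{(n-2)w}2\Big).
\]
The last factor is positive by hypothesis, and $\frac{n^2(n-1)^2}{2nm}=\kappa_n^2$, so the condition is $w'\ge\kappa_n^2w/\big(1-\frac{(n-2)w}2\big)$, which holds with equality by \eqref{eq:choice}. Hence $\sqrt{\alpha\beta}\le\nu$, and \eqref{eq:pairing} gives $\sum_x\operatorname{Tr}W_x\rho_x\ge0$, a contradiction.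
\end{proof}

\begin{remark}[The hypothesis on $\epsilon$]
It is used only to solve the last inequality for $w'$. If $w\ge\frac2{n-2}$, then $(n-1)^2w\ge w+2n$, the right side of \eqref{eq:product} exceeds $1$ for every $w'$, and this argument gives nothing; the bound $n-1$ of Example~\ref{ex:singletons} still holds.
\end{remark}

\begin{remark}[Why the two bounds meet]
The mechanism of Section~\ref{sec:lower} has an explicit witness, $W_x=\frac1nI-\lambda\Gamma(u_x)$ with $\lambda=\frac1z\sqrt{\frac{n-1}m}$. Here $H=I$, and for $|S|=k$ the vector $u_S=\sum_{x\in S}u_x$ has $|u_S|^2=k-\frac{k(k-1)}{n-1}=\frac{k(n-k)}{n-1}\le\frac m{n-1}$, so $H+zW_S=(1+\frac{zk}n)I-z\lambda\Gamma(u_S)\ge0$. The pairing is $1-\lambda n\delta$, which is negative exactly when \eqref{eq:lower-chain} fails. For this pair $\bar\rho$ and $H$ are multiples of $I$, and $B_x$ is a fixed negative multiple of $A_x$, so \eqref{eq:pairing} is an equality after rescaling. The ratio in Lemma~\ref{lem:alpha} is $\alpha/\nu=n\delta^2\sim\frac{n-1}2w$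 as $\epsilon\to+0$, and the ratio in Lemma~\ref{lem:beta} is $\beta/\nu=n\lambda^2\sim\frac{n(n-1)}{mw'}$ as $z\to0$. Every step of the upper bound is thus attained to leading order by a single pair, which is why both theorems produce $\kappa_n$.
\end{remark}

\begin{thebibliography}{1}
\bibitem{Yoshida} Yuuya Yoshida, \emph{Optimal quantum locally differentially private mechanisms in the high-privacy regime}, arXiv:2605.27278 (2026).
\end{thebibliography}
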